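\title{Mean entropy under Minkowski addition of convex sets}

\begin{abstract}
For a translation invariant state of a continuous quantum system, let $s(\Lambda)$ be the entropy per unit volume of a region $\Lambda\subset\mathbb R^d$. Baumgartner conjectured that $s(A+B)\le s(A)$ for all bounded convex sets $A$ and $B$. We show that this is false for every $d\ge3$. The counterexamples are Gaussian mixtures of coherent states whose entropy approximates the volume of a projection of the region, and the ratio $s(A+B)/s(A)$ can come arbitrarily close to $4/3$ for $d=3$ and to $(4/3)^{d+o(d)}$ along $d\in3\mathbb N$. The conjecture holds for $d=1$. It holds for $d=2$ if sets of small measure have small entropy, a condition that the counterexamples satisfy. The planar proof fills a polygon with thin layers in an order prescribed by a crystalline flow.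
\end{abstract}

\section{Introduction}

\subsection*{The setting}
Let $\mu$ be Lebesgue measure on $\mathbb R^d$. We consider a translation invariant state on the inductive limit of local algebras $\mathcal A_\Lambda$, indexed by all bounded measurable sets $\Lambda\subset\mathbb R^d$. Sets that differ by a null set are identified, and a null set carries the trivial algebra $\mathbb C$. Each $\mathcal A_\Lambda$ is represented on a Hilbert space $\mathcal H_\Lambda$, and the restriction of the state to $\mathcal A_\Lambda$ is given by a density matrix $\rho_\Lambda$ whose entropy $S(\Lambda)=-\operatorname{Tr}\rho_\Lambda\log\rho_\Lambda$ is assumed finite. For $\mu(\Lambda)>0$ the \emph{mean entropy} is $s(\Lambda)=S(\Lambda)/\mu(\Lambda)$. The assumptions are the following.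
\begin{itemize}
\item[(i)] \emph{Product property.} $\mathcal H_D=\mathcal H_A\otimes\mathcal H_C$ if $D=A\cup C$ and $A\cap C=\emptyset$.
\item[(ii)] \emph{Compatibility.} $\rho_A=\operatorname{Tr}_C\rho_D$ if $D=A\cup C$ and $A\cap C=\emptyset$.
\item[(iii)] \emph{Translation invariance.} For each $\mathbf x\in\mathbb R^d$ there is a unitary $U_{\mathbf x}:\mathcal H_\Lambda\to\mathcal H_{\Lambda+\mathbf x}$ that implements an isomorphism $\mathcal A_\Lambda\to\mathcal A_{\Lambda+\mathbf x}$, is compatible with (i), and satisfies $\rho_{\Lambda+\mathbf x}=U_{\mathbf x}\rho_\Lambda U_{\mathbf x}^*$. In particular $S(\Lambda+\mathbf x)=S(\Lambda)$.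
\item[(iv)] \emph{Continuity.} Every bounded convex set $A$, together with the state on $\mathcal A_A$, can be approximated by sets $A_\nu$ and the states on $\mathcal A_{A_\nu}$, in such a way that $\mu(A\,\triangle\,A_\nu)\to0$ and $S(A_\nu)\to S(A)$. Here $A_\nu$ is a finite union of cubes $\varepsilon_\nu(\mathbf k+[0,1)^d)$, $\mathbf k\in\mathbb Z^d$, and $\varepsilon_\nu\to0$.
\end{itemize}
In \cite{B} the continuity condition is imposed for octagons in $\mathbb R^2$; (iv) is its extension to the sets that occur in the conjecture below.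

\subsection*{The question}
If the regions are uncorrelated and $S=\sigma\mu$ for a constant $\sigma$, then $s$ is constant. Correlations lower the entropy, and a larger region contains more of them. For instance, subadditivity of entropy and (iii) show that a disjoint union of translates of $A$ has mean entropy at most $s(A)$. So one asks for which pairs $A,D$ the inequality $s(A)\ge s(D)$ holds in every system. Inclusion $A\subset D$ is not enough, even for convex sets in the plane (Example~\ref{ex:inclusion}): a state may be strongly correlated in one direction, and $A$ may be better aligned with that direction than $D$. The Minkowski sum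
\[
A+B=\{\mathbf x+\mathbf y:\ \mathbf x\in A,\ \mathbf y\in B\}=\bigcup_{\mathbf y\in B}(A+\mathbf y)
\]
seems to avoid this defect, since each of its points lies in a translate of $A$ that is contained in it. For intervals, and for boxes with parallel sides, $s(A)\ge s(A+B)$ follows from strong subadditivity in a few lines (Section~\ref{sec:ineq}). This suggests the following statement, posed in \cite{B}.

\medskip
\noindent\textbf{Conjecture} (Baumgartner \cite{B})\textbf{.} \emph{Let the system satisfy \textup{(i)--(iv)}. If $A,B\subset\mathbb R^d$ are bounded and convex, $\mu(A)>0$ and $B\ne\emptyset$, then $s(A)\ge s(A+B)$.}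

\subsection*{Results}

\begin{theorem}\label{thm:false}
For every $d\ge3$ there are a system satisfying \textup{(i)--(iv)}, a compact convex set $A$ with $\mu(A)>0$ and a segment $B$ such that $s(A)<s(A+B)$. One may also take $B$ compact and convex with nonempty interior.
\end{theorem}

\begin{theorem}\label{thm:size}
Let $d=i+j+m$ with $i,j,m\ge1$, and let
\[
R=\binom{i+m}{m}\binom{j+m}{m}\Big/\binom{d}{m}.
\]
Then $R>1$, and for every $\eta>0$ there are a system satisfying \textup{(i)--(iv)} and sets $A,B$ as in the conjecture with $s(A+B)/s(A)\ge R-\eta$. For $d=3$ this gives $R=4/3$, and for $i=j=m=d/3$ it gives $R=(4/3)^{d+o(d)}$.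
\end{theorem}

For the positive result in the plane we use a stronger form of continuity.
\begin{itemize}
\item[(iv*)] If $\Lambda_n\subset W$ with $W$ bounded and $\mu(\Lambda_n)\to0$, then $S(\Lambda_n)\to0$.
\end{itemize}

\begin{theorem}\label{thm:low}
\textup{(a)} For $d=1$ the conjecture holds; only \textup{(i)--(iii)} are needed.

\textup{(b)} For $d=2$ the conjecture holds for all convex $A,B$ if \textup{(iv)} is strengthened to \textup{(iv*)}.
\end{theorem}

Condition (iv*) implies (iv) (Lemma~\ref{lem:cont}), and the systems of Theorems~\ref{thm:false} and~\ref{thm:size} satisfy (iv*) (Proposition~\ref{prop:system}). Hence, for systems obeying (i)--(iii) and (iv*), the conjecture is true exactly when $d\le2$. We do not claim part (b) under the bare condition (iv).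

Section~\ref{sec:ineq} recalls the entropy inequalities and treats $d=1$. Sections~\ref{sec:shadow}--\ref{sec:counter} construct the counterexamples, beginning with the geometric mechanism. Sections~\ref{sec:plan}--\ref{sec:end} prove Theorem~\ref{thm:low}(b) and do not depend on Sections~\ref{sec:shadow}--\ref{sec:counter}.

\section{Entropy inequalities and the one-dimensional case}\label{sec:ineq}

All sets below are bounded and measurable. For disjoint $X,C$ the \emph{conditional entropy} is $S(X|C)=S(X\cup C)-S(C)$, the entropy gained by adding $X$ to $C$. It obeys the chain rule $S(X\cup X'|C)=S(X|C)+S(X'|X\cup C)$ for pairwise disjoint sets, and by (iii) it does not change if $X$ and $C$ are translated together. By (i) and (ii), three disjoint sets carry a state on a triple tensor product, so the standard inequalities for such states apply. Besides $S\ge0$ and $S(\emptyset)=0$ we use: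
\begin{itemize}
\item[(SSA)] Strong subadditivity \cite{LR}: $S(X|C')\le S(X|C)$ if $C\subset C'$ and $X\cap C'=\emptyset$. Equivalently, $S(X\cup Y)+S(X\cap Y)\le S(X)+S(Y)$ for all $X,Y$. With the chain rule it gives $S(X\cup X'|C)\le S(X|C)+S(X'|C)$ for pairwise disjoint sets.
\item[(WM)] Its companion form \cite{LR}: $S(Z|C)+S(Z|C'')\ge0$ for pairwise disjoint $Z,C,C''$.
\item[(AL)] The Araki--Lieb inequality \cite{AL} together with subadditivity: $|S(X\cup Y)-S(X)|\le S(Y)$ for disjoint $X,Y$.
\end{itemize}
A quantum conditional entropy can be negative: if $\rho_{Z\cup C}$ is pure and entangled, then $S(Z|C)=-S(C)<0$. Inequality (WM) replaces positivity; it turns an upper bound for $S(Z|C'')$ into a lower bound for $S(Z|C)$.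

We also use two facts of convex geometry. The boundary of a bounded convex set is a compact null set, so convex sets are measurable and can be replaced by their closures. The measure of the $r$-neighborhood of a compact set $K$ decreases to $\mu(K)$ as $r\downarrow0$.

\begin{lemma}\label{lem:cont}
Assume \textup{(i), (ii), (iv*)}. For bounded $W$ put $\omega_W(v)=\sup\{S(\Lambda):\Lambda\subset W,\ \mu(\Lambda)\le v\}$ and $S_W=\sup\{S(\Lambda):\Lambda\subset W\}$. Then $\omega_W(v)\to0$ as $v\to0$, $S_W<\infty$, and
\[
|S(X)-S(Y)|\le2\,\omega_W\big(\mu(X\,\triangle\,Y)\big)\qquad(X,Y\subset W).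
\]
Moreover, \textup{(iv)} holds.
\end{lemma}

\begin{proof}
If $\omega_W(v_n)>\epsilon>0$ along some $v_n\to0$, there are $\Lambda_n\subset W$ with $\mu(\Lambda_n)\le v_n$ and $S(\Lambda_n)>\epsilon$, against (iv*). Choose $v_0>0$ with $\omega_W(v_0)\le1$ and cut $W$ into $K$ pieces of measure at most $v_0$; subadditivity gives $S_W\le K$. Comparing $S(X)$ and $S(Y)$ with $S(X\cap Y)$ by (AL) gives $|S(X)-S(Y)|\le S(X\setminus Y)+S(Y\setminus X)$. For (iv), let $A_\nu$ be the union of the grid cubes of side $\varepsilon_\nu$ contained in $A$. A point of $A\setminus A_\nu$ lies in a cube that meets $\partial A$, hence within $\sqrt d\,\varepsilon_\nu$ of $\partial A$. So $\mu(A\setminus A_\nu)\to0$, and $S(A_\nu)\to S(A)$.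
\end{proof}

\begin{proof}[Proof of Theorem~\ref{thm:low}\textup{(a)}]
Let $f(t)=S([0,t))$ for $t>0$. For $0<r<t$, (SSA) for $[0,t)$ and $[r,t+r)$ and (iii) give $f(t+r)+f(t-r)\le2f(t)$. So $-f$ is midpoint convex on $(0,\infty)$, and it is bounded above by $0$. The Bernstein--Doetsch theorem states that a midpoint convex function on an open interval that is bounded above on some open subinterval is continuous and convex. Hence $f$ is concave; this step takes the place of a continuity hypothesis. For $0<\sigma<t<t'$, concavity and $f(\sigma)\ge0$ give $f(t)\ge\frac{t-\sigma}{t'-\sigma}f(t')$. Letting $\sigma\to0$ we get $f(t)/t\ge f(t')/t'$. Up to translation and endpoints, $A=[0,t)$ and $A+B=[0,t')$ with $t'\ge t$.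
\end{proof}

The same lines apply to $f(t)=S([0,t)\times C)$ for any $C\subset\mathbb R^{d-1}$ of positive measure. Lengthening one side at a time, we see that the conjecture holds in every dimension for boxes with sides parallel to the axes.

\section{Shadows and mean fibers}\label{sec:shadow}

Split the coordinates of $\mathbb R^d$ as $(u,y)\in\mathbb R^n\times\mathbb R^{d-n}$ with $1\le n<d$. For a region $\Lambda$ let $\phi_\Lambda(u)$ be the $(d-n)$-dimensional measure of the fiber $\{y:(u,y)\in\Lambda\}$, and let $p(\Lambda)$ be the $n$-dimensional measure of the \emph{shadow} $\{u:\phi_\Lambda(u)>0\}$. Imagine a field that is constant along each fiber and independent from fiber to fiber. Observing it in $\Lambda$ reveals one value for each fiber that $\Lambda$ meets, so its entropy should be proportional to $p(\Lambda)$. Then $s(\Lambda)$ is proportional to $p(\Lambda)/\mu(\Lambda)$, the reciprocal of the mean fiber volume, and the conjecture predicts that the mean fiber volume does not drop when $B$ is added.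

In the plane, take vertical fibers, a convex body $A$ of width $w$ and height $H$, and $B=[0,b]\times\{0\}$. Each horizontal chord grows by $b$, so $\mu(A+B)=\mu(A)+bH$ and the width becomes $w+b$. Since $\mu(A)\le wH$, we have $(\mu(A)+bH)/(w+b)\ge\mu(A)/w$. The prediction holds: the added area per added width is at least the longest vertical chord.

In $\mathbb R^3$ the same enlargement can take place in every slice $z=\text{const}$ separately, and this changes the relative weights of the slices. Take fibers in the $y$-direction, $u=(x,z)$, and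
\begin{equation}\label{eq:pyramid}
A_0=\{0\le z\le1,\ 0\le y\le1-z,\ 0\le x\le\tfrac{1-z}2\},\qquad B_0=[0,\tfrac12]\times\{0\}\times\{0\}.
\end{equation}
The set $A_0$ is a pyramid over a rectangle, and $D_0=A_0+B_0$ is given by the same inequalities with $0\le x\le\frac{1-z}2+\frac12$. Put $a=1-z$. At level $a$ all fibers have length $a$, in both sets. The shadow has width $a/2$ for $A_0$ and $(a+1)/2$ for $D_0$. Therefore
\begin{equation}\label{eq:volumes}
\mu(A_0)=\int_0^1\!\frac{a^2}2\,da=\frac16,\quad p(A_0)=\frac14,\qquad \mu(D_0)=\int_0^1\!\frac{a(a+1)}2\,da=\frac5{12},\quad p(D_0)=\frac34 .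
\end{equation}
The mean fiber length falls from $2/3$ to $5/9$. In $A_0$ the short fibers near the apex are rare; adding $B_0$ inserts equally many fibers at every level.

The function $p$ itself is not the entropy of a system of the kind we want: the slab $[0,1]^n\times[0,\varepsilon]^{d-n}$ has $p=1$ for all $\varepsilon>0$, contrary to (iv*). We need a genuine state with finite entropies that approximates $p$.

\section{A Gaussian mixture of coherent states}\label{sec:system}

Two changes make the picture rigorous. The field gets finitely many Fourier modes in $u$, which makes all entropies finite. And it is encoded in coherent states, which factorize over disjoint regions, so that (i) and (ii) come for free; a mode that has small intensity in $\Lambda$ is then close to the vacuum and carries little entropy.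

Recall that the symmetric Fock space over a Hilbert space $\mathfrak h$ is $\Gamma(\mathfrak h)=\bigoplus_{r\ge0}\mathfrak h^{\otimes_s r}$, and that the coherent vector of $f\in\mathfrak h$ is $\xi(f)=e^{-\|f\|^2/2}\bigoplus_rf^{\otimes r}/\sqrt{r!}$. These vectors span a dense subspace, and
\[
\langle\xi(f),\xi(f')\rangle=\exp\big(\langle f,f'\rangle-\tfrac12\|f\|^2-\tfrac12\|f'\|^2\big).
\]
Three facts follow from this formula. The vectors $\xi(f)$ are unit vectors depending continuously on $f$. The map $\xi(f_1\oplus f_2)\mapsto\xi(f_1)\otimes\xi(f_2)$ extends to a unitary $\Gamma(\mathfrak h_1\oplus\mathfrak h_2)\to\Gamma(\mathfrak h_1)\otimes\Gamma(\mathfrak h_2)$. A unitary $T:\mathfrak h\to\mathfrak h'$ induces a unitary $\Gamma(T)$ with $\Gamma(T)\xi(f)=\xi(Tf)$.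

Fix $c>0$ and $M\in\mathbb N$. Let $\mathcal K=\{0,\dots,M-1\}^n$ and $e_k(u)=e^{2\pi\mathrm ik\cdot u}$. Let $\zeta=(\zeta_k)_{k\in\mathcal K}$ be independent standard complex Gaussians, $\mathbb E|\zeta_k|^2=1$; the law of $\zeta$ is invariant under unitaries of $\mathbb C^{\mathcal K}$, and $|\zeta_k|^2$ has density $e^{-r}$ on $(0,\infty)$. Put $\mathcal H_\Lambda=\Gamma(L^2(\Lambda))$, $\mathcal A_\Lambda=\mathcal B(\mathcal H_\Lambda)$ and
\[
\psi_\zeta(u,y)=\sqrt c\sum_{k\in\mathcal K}\zeta_ke_k(u),\qquad\rho_\Lambda=\mathbb E\,\big|\xi(\psi_\zeta|_\Lambda)\big\rangle\big\langle\xi(\psi_\zeta|_\Lambda)\big| .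
\]
The integrand is a rank-one projection that depends continuously on $\zeta$ in trace norm, so $\rho_\Lambda$ is a density matrix. Let $G_\Lambda$ be the positive semidefinite matrix with entries $(G_\Lambda)_{kk'}=c\int_\Lambda\overline{e_k}\,e_{k'}\,d\mu$, and let
\[
g(\lambda)=(1+\lambda)\log(1+\lambda)-\lambda\log\lambda\quad(\lambda>0),\qquad g(0)=0 .
\]
Since $g'(\lambda)=\log(1+1/\lambda)$, the function $g$ is continuous, increasing and strictly concave on $[0,\infty)$. Writing $g(\lambda)=\log(1+\lambda)+\lambda\log(1+1/\lambda)$ we also see that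
\begin{equation}\label{eq:glog}
\log(1+\lambda)\le g(\lambda)\le1+\log(1+\lambda).
\end{equation}

\begin{proposition}\label{prop:system}
This system satisfies \textup{(i)--(iv)} and \textup{(iv*)}, and $S(\Lambda)=\operatorname{Tr}g(G_\Lambda)$.
\end{proposition}

\begin{proof}
For disjoint $A,C$ with union $D$ we have $L^2(D)=L^2(A)\oplus L^2(C)$, which gives (i); null sets carry $\Gamma(0)=\mathbb C$. Since $\xi(f)=\xi(f|_A)\otimes\xi(f|_C)$ with unit vectors as factors, $\operatorname{Tr}_C|\xi(f)\rangle\langle\xi(f)|=|\xi(f|_A)\rangle\langle\xi(f|_A)|$, and taking expectations gives (ii). For (iii) let $U_{\mathbf x}=\Gamma(T_{\mathbf x})$ with $T_{\mathbf x}f=f(\,\cdot-\mathbf x)$; on coherent vectors it respects the factorization. If $\mathbf x=(u_0,y_0)$, then $\psi_\zeta(\,\cdot-\mathbf x)=\psi_{\zeta'}$ with $\zeta'_k=e^{-2\pi\mathrm ik\cdot u_0}\zeta_k$, and $\zeta'$ has the law of $\zeta$. Hence $U_{\mathbf x}\rho_\Lambda U_{\mathbf x}^*=\rho_{\Lambda+\mathbf x}$.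

To compute the entropy we decouple the modes. The linear map $V:\mathbb C^{\mathcal K}\to L^2(\Lambda)$, $V\zeta=\psi_\zeta|_\Lambda$, satisfies $V^*V=G_\Lambda$. Let $\eta_j$ be an orthonormal eigenbasis of $G_\Lambda$ with eigenvalues $\lambda_j$. For $\lambda_j>0$ the functions $f_j=V\eta_j/\sqrt{\lambda_j}$ are orthonormal, and $\psi_\zeta|_\Lambda=\sum_{\lambda_j>0}\sqrt{\lambda_j}\,\zeta_j'f_j$, where the $\zeta'_j=\langle\eta_j,\zeta\rangle$ are again independent standard Gaussians. Split $L^2(\Lambda)$ into the lines $\mathbb Cf_j$ and their orthogonal complement. The coherent vector factorizes into independent factors, so $\rho_\Lambda=\bigotimes_j\tau_{\lambda_j}\otimes|\xi(0)\rangle\langle\xi(0)|$, where $\tau_\lambda=\mathbb E|\xi(\sqrt\lambda\zeta_0)\rangle\langle\xi(\sqrt\lambda\zeta_0)|$ on $\Gamma(\mathbb C)$ with one standard Gaussian $\zeta_0$. In the number basis, $\xi(w)$ has components $e^{-|w|^2/2}w^q/\sqrt{q!}$. The off-diagonal entries of $\tau_\lambda$ vanish because the phase of $\zeta_0$ is uniform and independent of $|\zeta_0|$,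 and the diagonal entries are
\[
\int_0^\infty e^{-r}e^{-\lambda r}\frac{(\lambda r)^q}{q!}\,dr=\frac{\lambda^q}{(1+\lambda)^{q+1}} .
\]
This geometric law has mean $\lambda$ and entropy $(1+\lambda)\log(1+\lambda)-\lambda\log\lambda=g(\lambda)$. Entropy is additive for product states, so $S(\Lambda)=\sum_jg(\lambda_j)<\infty$.

Each eigenvalue is at most $\operatorname{Tr}G_\Lambda=cM^n\mu(\Lambda)$, so $S(\Lambda)\le M^ng(cM^n\mu(\Lambda))$. This gives (iv*), and (iv) follows from Lemma~\ref{lem:cont}.
\end{proof}

\section{The limit of many modes}\label{sec:modes}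

Because $\psi_\zeta$ does not depend on $y$, the matrix $G_\Lambda$ sees $\Lambda$ only through $\phi_\Lambda$: it is the compression of multiplication by $c\phi_\Lambda$ to the span of the $e_k$. This span also has an orthonormal basis of functions localized at scale $1/M$ near the points of a grid. On that scale $\phi_\Lambda$ is nearly constant, so the eigenvalues should be distributed like the values of $c\phi_\Lambda$. Jensen's inequality, applied in two different bases, makes this exact in the limit.

\begin{proposition}\label{prop:limit}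
Let $\phi=\phi_\Lambda$ be bounded, continuous at almost every point, and zero almost everywhere outside $[0,1]^n$. Then
\[
\lim_{M\to\infty}M^{-n}S(\Lambda)=\int_{[0,1]^n}g(c\,\phi(u))\,du .
\]
\end{proposition}

\begin{proof}
In $L^2([0,1]^n)$ the $e_k$ are orthonormal; let $\Pi$ be the projection onto their span, $k\in\mathcal K$. By Fubini's theorem and the support condition, $G_\Lambda$ is the matrix of $c\,\Pi\phi\Pi$ on $\operatorname{ran}\Pi$.

\emph{Lower bound.} Let $v$ run through an orthonormal eigenbasis of $\Pi\phi\Pi$ on $\operatorname{ran}\Pi$. Jensen's inequality for the concave $g$ and the probability measure $|v|^2du$ gives $g(c\langle v,\phi v\rangle)\ge\langle v,g(c\phi)v\rangle$. Sum over $v$ and evaluate the trace on the right in the basis $e_k$, where $|e_k|=1$. This yields $S(\Lambda)\ge M^n\int g(c\phi)\,du$ for every $M$.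

\emph{Upper bound.} For $j\in\mathcal K$ let $d_j(u)=M^{-n/2}\sum_{k\in\mathcal K}e_k(u-j/M)$. Then $\langle d_j,d_{j'}\rangle=M^{-n}\sum_ke^{2\pi\mathrm ik\cdot(j-j')/M}=\delta_{jj'}$, so the $d_j$ form an orthonormal basis of $\operatorname{ran}\Pi$. If $\lambda_v$ are the eigenvalues of $c\,\Pi\phi\Pi$, Jensen's inequality with the weights $|\langle d_j,v\rangle|^2$ gives Peierls' bound
\[
S(\Lambda)=\sum_j\sum_v|\langle d_j,v\rangle|^2g(\lambda_v)\le\sum_jg\big(c\langle d_j,\phi\,d_j\rangle\big).
\]
Regard $\phi|_{[0,1)^n}$ as a function on the torus $\mathbb R^n/\mathbb Z^n$. Then $\langle d_j,\phi\,d_j\rangle=\phi_M(j/M)$ with $\phi_M=\phi*\Phi_M$, where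
\[
\Phi_M(w)=M^{-n}\Big|\sum_{k\in\mathcal K}e_k(w)\Big|^2=\prod_{r=1}^n\frac{\sin^2(\pi Mw_r)}{M\sin^2(\pi w_r)}
\]
is the product Fej\'er kernel. It is even and nonnegative, each factor has integral $1$, and so its mass outside $[-\delta,\delta]^n$ is at most $n/(M\sin^2\pi\delta)$ for $0<\delta<\frac12$. Let $u\in(0,1)^n$ be a continuity point of $\phi$, and let $|\phi(u')-\phi(u)|\le\epsilon$ for $|u'-u|_\infty\le2\delta$. For $|u''-u|_\infty\le\delta$,
\[
|\phi_M(u'')-\phi(u)|\le\int|\phi(u''-w)-\phi(u)|\,\Phi_M(w)\,dw\le\epsilon+\frac{2n\sup\phi}{M\sin^2\pi\delta}.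
\]
Hence $\phi_M(\lfloor Mu\rfloor/M)\to\phi(u)$ for almost every $u$. Finally, $M^{-n}\sum_jg(c\phi_M(j/M))=\int g\big(c\phi_M(\lfloor Mu\rfloor/M)\big)du$, with integrand at most $g(c\sup\phi)$, and dominated convergence gives the claim.
\end{proof}

At high intensity the shadow appears.

\begin{corollary}\label{cor:shadow}
If $\Lambda,\Lambda'$ have positive measure and satisfy the hypotheses of Proposition~\ref{prop:limit}, then
\[
\lim_{c\to\infty}\lim_{M\to\infty}\frac{s(\Lambda')}{s(\Lambda)}=\frac{p(\Lambda')/\mu(\Lambda')}{p(\Lambda)/\mu(\Lambda)} .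
\]
\end{corollary}

\begin{proof}
By \eqref{eq:glog}, $g(c\phi(u))/\log c\to1$ where $\phi(u)>0$. The quotient is $0$ where $\phi(u)=0$, and for $c\ge2$ it is bounded by $(1+\log(1+c\sup\phi))/\log c$, which is bounded in $c$. So $\int g(c\phi)\,du/\log c\to p(\Lambda)$, and the same holds for $\Lambda'$.
\end{proof}

\begin{example}\label{ex:inclusion}
Let $d=2$, $n=1$, let $D$ be the triangle with vertices $(0,0)$, $(1,0)$, $(\frac12,1)$, and $A=D\cap\{|u-\frac12|\le\epsilon\}$ with $0<\epsilon<\frac12$. Here $\phi(u)=1-|2u-1|$, the mean chord is $\frac12$ for $D$ and $1-\epsilon$ for $A$, and $s(D)/s(A)\to2(1-\epsilon)>1$. So $A\subset D$ does not imply $s(A)\ge s(D)$ for planar convex sets.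
\end{example}

\section{The counterexamples}\label{sec:counter}

Corollary~\ref{cor:shadow} and \eqref{eq:volumes} give $s(D_0)/s(A_0)\to6/5$. A large intensity is not needed: the following proof works for every $c>0$ and uses only the strict concavity of $g$.

\begin{proof}[Proof of Theorem~\ref{thm:false}]
Write points of $\mathbb R^d$ as $(x,y,z,t)$ with $t\in\mathbb R^{d-3}$. Let $A=A_0\times[0,1]^{d-3}$ and $B=B_0\times\{0\}$ with $A_0,B_0$ from \eqref{eq:pyramid}, so that $D=A+B=D_0\times[0,1]^{d-3}$. Take the system of Section~\ref{sec:system} with $n=2$, $u=(x,z)$, fiber variables $(y,t)$ and any fixed $c>0$. Both projections to the $(x,z)$-plane are polygons in $[0,1]^2$, on which $\phi=a=1-z$; off the projections $\phi=0$. So Proposition~\ref{prop:limit} applies. With $I_k=\int_0^1a^kg(ca)\,da$ it gives $S(A)/M^2\to\frac12I_1$ and $S(D)/M^2\to\frac12(I_0+I_1)$. The volumes are those in \eqref{eq:volumes}, hence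
\[
\lim_{M\to\infty}\frac{s(D)-s(A)}{M^2}=\frac65(I_0+I_1)-3I_1=\frac35\,(2I_0-3I_1).
\]
The function $\chi(a)=g(ca)/a$ is strictly decreasing, since strict concavity and $g(0)=0$ give $g(ca)>\frac a{a'}g(ca')$ for $0<a<a'$. The polynomial $2a-3a^2$ is positive on $(0,\frac23)$, negative on $(\frac23,1)$, and has integral $0$ over $(0,1)$. Therefore
\[
2I_0-3I_1=\int_0^1(2a-3a^2)\big(\chi(a)-\chi(\tfrac23)\big)\,da>0 .
\]
(For $c=1$, integration by parts gives $I_0=2\log2-\frac12$ and $I_1=\frac23\log2+\frac1{12}$, so $2I_0-3I_1=2\log2-\frac54$.) Thus $s(D)>s(A)$ for all large $M$.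

Fix such an $M$ and let $B_\tau=[0,\frac12]\times[0,\tau]^{d-1}$. The compact sets $A+B_\tau$ contain $D$ and lie in its $\sqrt d\,\tau$-neighborhood, so $\mu((A+B_\tau)\setminus D)\to0$ as $\tau\to0$. By Lemma~\ref{lem:cont}, $s(A+B_\tau)\to s(D)$, and $s(A+B_\tau)>s(A)$ for small $\tau>0$.
\end{proof}

To enlarge the effect, make the pyramid thin compared with $B$, so that $D$ weights all levels equally, and let each of the three coordinates be multidimensional.

\begin{proof}[Proof of Theorem~\ref{thm:size}]
Write points as $(x,y,z)\in\mathbb R^i\times\mathbb R^j\times\mathbb R^m$ and take $u=(x,z)$, $n=i+m$. Let $\Sigma=\{z\ge0,\ |z|_1\le1\}$, $a=1-|z|_1$, and for $0<\lambda<1$ let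
\[
A=\{z\in\Sigma,\ x\in[0,\lambda a]^i,\ y\in[0,a]^j\},\qquad B=[0,1-\lambda]^i\times\{0\}\times\{0\}.
\]
As $a$ is affine on $\Sigma$, the set $A$ is a convex polytope, and $D=A+B=\{z\in\Sigma,\ x\in[0,b]^i,\ y\in[0,a]^j\}$ with $b=\lambda a+1-\lambda\le1$. The projections are polytopes in $[0,1]^{i+m}$, on which $\phi=a^j$. By Corollary~\ref{cor:shadow},
\[
\lim_{c\to\infty}\lim_{M\to\infty}\frac{s(D)}{s(A)}=\frac{\int_\Sigma b^i\,dz}{\int_\Sigma b^ia^j\,dz}\cdot\frac{\lambda^i\int_\Sigma a^{i+j}\,dz}{\lambda^i\int_\Sigma a^i\,dz}\ \longrightarrow\ \frac{\mathsf E[a^{i+j}]}{\mathsf E[a^i]\,\mathsf E[a^j]}\qquad(\lambda\to0),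
\]
where $\mathsf E$ is the uniform average over $\Sigma$; we used that $b\to1$ uniformly. Under $\mathsf E$ the event $|z|_1\le t$ has probability $t^m$, so
\[
\mathsf E[a^k]=\int_0^1mt^{m-1}(1-t)^k\,dt=\frac{m!\,k!}{(m+k)!}=\binom{m+k}m^{-1},
\]
and the limit is $R$. Given $\eta$, choose $\lambda$ small, then $c$ large, then $M$ large.

Since $\binom{k+m}m=\prod_{r=1}^m\frac{k+r}r$ and $(i+r)(j+r)=ij+r(i+j+r)$,
\[
R=\prod_{r=1}^m\Big(1+\frac{ij}{r(i+j+r)}\Big)>1,
\]
and $R=\frac43$ for $i=j=m=1$. For the asymptotics, the largest of the $K+1$ terms in the binomial expansion of $1=(\theta+(1-\theta))^K$ with $\theta=k/K$ is the term $\binom Kk\theta^k(1-\theta)^{K-k}$, so this term lies in $[\frac1{K+1},1]$. Hence $\binom{2m}m=4^{m+o(m)}$ and $\binom{3m}m=(27/4)^{m+o(m)}$, and for $i=j=m$ we get $R=(64/27)^{m+o(m)}=(4/3)^{d+o(d)}$.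
\end{proof}

\section{The plane: plan of the proof}\label{sec:plan}

From now on $d=2$, and (i)--(iii) and (iv*) hold. By continuity it suffices to treat polygons and to show that $s(A+tB)$ does not increase with $t$. Infinitesimally this asks that the entropy gained when $A$ grows to $A+\varepsilon B$, per unit of area gained, be at most $S(A)/\mu(A)$.

Let $A$ have edges of lengths $L_i$ with outer normals $n_i$, and let $h_i=\max_Bx\cdot n_i$. Passing to $A+\varepsilon B$ adds a layer of thickness $\varepsilon h_i$ on edge $i$, of area about $\varepsilon c_i$ with $c_i=h_iL_i$, and small corners. Let $r_i$ be the entropy gained per unit area in layer $i$. We must show $S(A)\ge T\sum_ir_ic_i$ with $T=\mu(A)/\sum_ic_i$. On the line, one builds $[0,t)$ from short pieces and notes that by (SSA) each of them gains at least as much as the next piece to be added outside. In the plane we also build $A$ from thin layers, and we prove that a layer with normal $n_i$, added to an intermediate polygon $Q$ whose edges are all shorter than those of $A$, gains at least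 $r_i$ per unit area (Lemmas~\ref{lem:average} and~\ref{lem:layers}). This gives $S(A)\ge\sum_ir_iw_i$, where $w_i$ is the total area of the layers with normal $n_i$. Nothing is known about the $r_i$, not even their signs, so we need $w_i=Tc_i$ exactly. Read backwards in time, edge $i$ must move inward and sweep area at the constant rate $c_i$, so its speed is $c_i/\ell_i$ when its length is $\ell_i$. This defines a flow on polygons. Two properties must be proved: edges never grow, so that the comparison of layers applies, and no edge disappears before all area is swept (Lemma~\ref{lem:flow}).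

\section{Polygons with prescribed normals}\label{sec:polygons}

Fix unit vectors $n_1,\dots,n_N$ in counterclockwise order (indices mod $N$) at angles $\theta_i$, with consecutive angles $\alpha_i=\angle(n_i,n_{i+1})\in(0,\pi)$ adding up to $2\pi$; so $N\ge3$. The edge normals of any polygon with interior points form such a family. Let $\tau_i$ be $n_i$ rotated by $+\pi/2$. For $k\in\mathbb R^N$ put $P(k)=\{x:x\cdot n_i\le k_i\ \text{for all }i\}$, let $\mathcal L_i(k)$ be the line $x\cdot n_i=k_i$, and let $x_i(k)$ be the point $\mathcal L_i(k)\cap\mathcal L_{i+1}(k)$, a linear function of $k$. Define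
\[
\ell_i(k)=(\mathsf Lk)_i=\frac{k_{i-1}}{\sin\alpha_{i-1}}+\frac{k_{i+1}}{\sin\alpha_i}-\kappa_ik_i,\qquad\kappa_i=\cot\alpha_{i-1}+\cot\alpha_i .
\]
The matrix $\mathsf L$ is symmetric with nonnegative off-diagonal entries. Inequalities between vectors are meant componentwise, and $\mathcal C=\{k:\ell(k)>0\}$.

\begin{lemma}\label{lem:poly}
Let $\ell(k)\ge0$ and $\ell(k')\ge0$.
\begin{itemize}
\item[(a)] $x_i(k)-x_{i-1}(k)=\ell_i(k)\tau_i$ and $\sum_i\ell_i(k)n_i=0$. The set $P(k)$ is the convex hull of the $x_i(k)$, $P(k)\cap\mathcal L_i(k)=[x_{i-1}(k),x_i(k)]$, and $\max_{P(k)}x\cdot n_i=k_i$.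
\item[(b)] $P(k)+P(k')=P(k+k')$.
\item[(c)] $\mu(P(k))=\frac12\,k\cdot\mathsf Lk$.
\item[(d)] If $k\in\mathcal C$, then $P(k)$ has interior points, and edge $j$ does not meet $\mathcal L_i(k)$ unless $j\in\{i-1,i,i+1\}$.
\item[(e)] If $K$ is a polygon with interior points whose edge normals are among the $n_i$, and $h_i=\max_Kx\cdot n_i$, then $K=P(h)$, $\ell(h)\ge0$, and $\ell_i(h)>0$ when $n_i$ is an edge normal of $K$.
\end{itemize}
\end{lemma}

\begin{proof}
(a) We have $n_{i+1}=\cos\alpha_i\,n_i+\sin\alpha_i\,\tau_i$ and $n_{i-1}=\cos\alpha_{i-1}\,n_i-\sin\alpha_{i-1}\,\tau_i$. So for $x=k_in_i+w\tau_i$ the constraints $i+1$ and $i-1$ read $w\le w_+$ and $w\ge w_-$, where $w_+=(k_{i+1}-k_i\cos\alpha_i)/\sin\alpha_i$ and $w_-=-(k_{i-1}-k_i\cos\alpha_{i-1})/\sin\alpha_{i-1}$ are the coordinates of $x_i$ and $x_{i-1}$. Thus $w_+-w_-=\ell_i(k)$ for every $k$. Summing $x_i-x_{i-1}$ over $i$ and rotating gives the closing identity. Fix $i$ and follow $x_j\cdot n_i$ for $j=i,i+1,\dots,i+N-1$. It starts and ends at $k_i$, and its increments $\ell_j\sin(\theta_i-\theta_j)$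 are first $\le0$ and then $\ge0$. So $x_j\cdot n_i\le k_i$, and all $x_j$ lie in $P(k)$. This gives the last two claims. The set $P(k)$ is bounded, because every vector is a nonnegative combination of two consecutive normals. A compact convex set is the convex hull of its boundary, and $\partial P(k)$ lies on the lines $\mathcal L_i$, hence in the segments $[x_{i-1},x_i]$.

(b) The inclusion $\subset$ follows by adding the constraints. Conversely $x_i(k+k')=x_i(k)+x_i(k')$ lies in the convex set $P(k)+P(k')$; apply (a).

(c) For $x\in P(k)$ the triangles with apex $x$ over the edges cover $P(k)$ and overlap in null sets. Their areas are $\frac12\ell_i(k_i-x\cdot n_i)$, and the terms with $x$ cancel by the closing identity.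

(d) The points $x_{i-1},x_i,x_{i+1}$ are not collinear. In the sequence in (a) the first increment is now negative and the last is positive, so $x_j\cdot n_i<k_i$ for $j\notin\{i-1,i\}$. This applies to both endpoints of edge $j$ if $j\notin\{i-1,i,i+1\}$.

(e) $K\subset P(h)$ by definition, and $P(h)\subset K$ since $K$ is cut out by the constraints of its edges. Each $\mathcal L_i(h)$ contains a point of $K$, whose coordinate $w$ satisfies $w_-\le w\le w_+$; so $\ell_i(h)\ge0$. By (a), $\ell_i(h)$ is the length of $K\cap\mathcal L_i(h)$.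
\end{proof}

Fix $a\in\mathcal C$, $A=P(a)$, $L_i=\ell_i(a)$. For $q\in\mathcal C$ and $Q=P(q)$ write $Q\preceq A$ if $\ell(q)\le\ell(a)$. Then $A=Q+P(a-q)$ by (b), and edge $i$ of $P(a-q)$ starts at $x_{i-1}(a)-x_{i-1}(q)$ and has length $L_i-\ell_i(q)$. In words: place $Q$ so that its edge $i$ starts where edge $i$ of $A$ starts; then
\begin{equation}\label{eq:slide}
Q+r\tau_i\subset A\qquad\text{for }0\le r\le L_i-\ell_i(q).
\end{equation}
This sliding property is the reason for the relation $\preceq$; it is what allows (SSA) to compare $Q$ with $A$.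

\section{Thin layers}\label{sec:layers}

Fix $i$ and let $\mathbf e_i$ be the $i$-th unit vector of $\mathbb R^N$. Call $(q,\delta)$, $\delta>0$, \emph{admissible} if $q$ and $q+\delta\mathbf e_i$ lie in $\mathcal C$, and put
\[
Q=P(q),\qquad T_Q=P(q+\delta\mathbf e_i)\setminus Q,\qquad F_i(q,\delta)=S(T_Q|Q).
\]
Use coordinates $(w,y)$ for the point $x_{i-1}(q)+w\tau_i+yn_i$, so that edge $i$ of $Q$ is $[0,\ell]\times\{0\}$ with $\ell=\ell_i(q)$. Let $\beta=\cot\alpha_{i-1}$ and $\beta'=\cot\alpha_i$, so $\beta+\beta'=\kappa_i$. The constraints $i-1$ and $i+1$ read $w\ge\beta y$ and $w\le\ell-\beta'y$, and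
\[
T_Q=\{0<y\le\delta,\ \beta y\le w\le\ell-\beta'y\}.
\]
Indeed, $T_Q$ is contained in this trapezoid, and the four corners of the trapezoid are vertices of $Q$ or of $P(q+\delta\mathbf e_i)$, so they lie in $P(q+\delta\mathbf e_i)$.

A trapezoid cannot be cut into pieces that are translates of one another, but a parallelogram can. Let $\kappa_i^+=\max(\kappa_i,0)$, $\ell'=\ell-\kappa_i^+\delta$, which equals $\min\{\ell_i(q),\ell_i(q+\delta\mathbf e_i)\}>0$, and
\[
Y(u,u')=\{0<y\le\delta,\ u<w-\beta y\le u'\},\qquad Z_Q=\{0<y\le\delta,\ \ell'<w-\beta y\le\ell-\kappa_iy\}.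
\]
Up to a null set, $T_Q$ is the disjoint union of $Y_Q=Y(0,\ell')$ and $Z_Q$ (Figure~\ref{fig:layer}). The triangle $Z_Q$ has area at most $|\kappa_i|\delta^2$, it lies in the disk of radius $M_0\delta$ about the vertex $(\ell,0)$ with $M_0=1+|\beta|+|\beta'|+|\kappa_i|$, and up to translation it depends only on $i$ and $\delta$.

\begin{figure}[ht]
\centering
\begin{tikzpicture}[scale=1.1]
\fill[gray!12] (-0.6,-1.2)--(0,0)--(6,0)--(6.96,-1.2)--cycle;
\fill[gray!35] (0,0)--(4.7,0)--(5.2,1)--(0.5,1)--cycle;
\fill[gray!65] (4.7,0)--(6,0)--(5.2,1)--cycle;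
\draw (-0.6,-1.2)--(0.5,1)--(5.2,1)--(6.96,-1.2);
\draw (0,0)--(6,0);
\draw (4.7,0)--(5.2,1);
\draw[dashed] (1.5,0)--(2,1);
\draw[dashed] (3,0)--(3.5,1);
\node at (3,-0.8) {$Q$};
\node at (2.5,0.5) {$Y(u,u')$};
\node at (5.3,0.3) {$Z_Q$};
\node[below right] at (0,0) {$0$};
\node[below] at (1.5,0) {$u$};
\node[below] at (3,0) {$u'$};
\node[below] at (4.7,0) {$\ell'$};
\node[below left] at (6,0) {$\ell$};
\draw[<->] (-0.5,0)--(-0.5,1);
\node[left] at (-0.5,0.5) {$\delta$};
\end{tikzpicture}
\caption{Moving one edge (of length $\ell$) of a polygon $Q$ outward by $\delta$ adds a trapezoid. It splits into a parallelogram $Y_Q$ with base $[0,\ell']$, made of slices $Y(u,u')$, and a triangle $Z_Q$ of diameter $O(\delta)$. The case $\kappa_i>0$ is shown.}\label{fig:layer}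
\end{figure}

If $Q\preceq A$ and $(q,\delta)$ is admissible, then so is $(a,\delta)$, because $\ell(a+\delta\mathbf e_i)=\ell(q+\delta\mathbf e_i)+\ell(a-q)>0$. Write $L=L_i$ and $L'=L-\kappa_i^+\delta$, so that $L'-\ell'=L-\ell$.

\begin{lemma}\label{lem:average}
If $Q\preceq A$ and $(q,\delta)$ is admissible, then $S(Y_Q|Q)\ge\dfrac{\ell'}{L'}\,S(Y_A|A)$.
\end{lemma}

If $L'=2\ell'$, two translates of $Y_Q$ tile $Y_A$ and the lemma is immediate from \eqref{eq:slide} and (SSA). In general we close $[0,L']$ up to a circle and average over all arcs of length $\ell'$; an arc that crosses the seam is treated as two pieces.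

\begin{proof}
Translate $Q$ as in \eqref{eq:slide}, so that the coordinates of $Q$ and $A$ agree. Put $\varphi(u)=S(Y(0,u)|A)$ on $[0,L']$ and $\varphi_Q(u)=S(Y(0,u)|Q)$ on $[0,\ell']$. Both vanish at $0$, and $\varphi$ is continuous by Lemma~\ref{lem:cont}. For $0\le u\le u'\le\ell'$ and $0\le r\le L'-\ell'$, the chain rule, translation by $r\tau_i$, \eqref{eq:slide} and (SSA) give
\begin{align*}
\varphi_Q(u')-\varphi_Q(u)&=S\big(Y(u+r,u'+r)\,\big|\,(Q+r\tau_i)\cup Y(r,u+r)\big)\\
&\ge S\big(Y(u+r,u'+r)\,\big|\,A\cup Y(0,u+r)\big)=\varphi(u'+r)-\varphi(u+r).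
\end{align*}
Hence $\varphi_Q(\ell')\ge\varphi(\ell'+r)-\varphi(r)$ for $0\le r\le L'-\ell'$. Using the shift $0$ on $[0,b]$ and the shift $L'-\ell'$ on $[b,\ell']$, we also get $\varphi_Q(\ell')\ge\varphi(b)+\varphi(L')-\varphi(L'-\ell'+b)$ for $0\le b\le\ell'$. Integrate the first inequality over $r$ and the second over $b$, and add:
\[
L'\varphi_Q(\ell')\ge\int_{\ell'}^{L'}\!\varphi-\int_0^{L'-\ell'}\!\varphi+\int_0^{\ell'}\!\varphi+\ell'\varphi(L')-\int_{L'-\ell'}^{L'}\!\varphi=\ell'\varphi(L').\qedhere
\]
\end{proof}

\begin{remark}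
The averaging uses that edges are one-dimensional. In the pyramid \eqref{eq:pyramid}, adding $\varepsilon B_0$ moves the face $x=(1-z)/2$, which projects to the triangle $0\le y\le1-z$, $z\ge0$. Pushing this face inward by $\sigma$ in the $x$-direction leaves the part with $z\le1-2\sigma$. It contains the whole base of the triangle, so it fits into the triangle in one position only, and there is nothing to average over.
\end{remark}

It remains to control the triangles $Z$. About $1/\delta$ layers are needed to fill $A$, so each triangle must contribute $o(\delta)$. The direct bound $|S(Z|C)|\le\omega_W(|\kappa_i|\delta^2)$ from (AL) is only $o(1)$, as (iv*) gives no rate. Translation invariance supplies the missing factor $\delta$: a train of $1/\delta$ translates of $Z$ still has small area, and its entropy is shared among its cars.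

\begin{lemma}[Trains]\label{lem:train}
Let $Z,Z+\mathbf t,\dots,Z+(n-1)\mathbf t$ be pairwise disjoint with union $U$, and let $U'=U\setminus Z$.
\begin{itemize}
\item[(T1)] If $C\supset U'$ and $C\cap Z=\emptyset$, then $S(Z|C)\le S(U)/n$.
\item[(T2)] If $C\cap U=\emptyset$, then $S(Z|C)\ge-S(U)/n$.
\end{itemize}
\end{lemma}

\begin{proof}
Build $U$ starting from the last translate. The chain rule and (iii) give $S(U)=\sum_{r=0}^{n-1}S\big(Z\,\big|\,\bigcup_{k=1}^r(Z+k\mathbf t)\big)$. By (SSA) the terms do not increase with $r$, so the last one, $S(Z|U')$, is at most $S(U)/n$. Then (T1) follows from (SSA), and (T2) from (WM) with $C''=U'$.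
\end{proof}

Upper bounds thus need a train that runs into the conditioning set, and lower bounds need one that runs away from it. Convexity of $A$ provides room for both. Let $W$ be a disk containing the $3$-neighborhood of $A$, and $\omega=\omega_W$. The symbols $O(\delta)$ and $o(\delta)$ are uniform: the bounds depend only on $A$, the normals, the state and, in (a) below, on $M$.

\begin{lemma}\label{lem:layers}
As $\delta\to0$ the following hold.
\begin{itemize}
\item[(a)] If $x\in\partial A$, $Z\subset\operatorname{ball}(x,M\delta)$, $C\supset A$ and $Z\cap C=\emptyset$, then $S(Z|C)\le o(\delta)$.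
\item[(b)] $S(Z_Q|Q\cup Y_Q)\ge-o(\delta)$ for all admissible $(q,\delta)$.
\item[(c)] $|S(Y_A|A)|\le O(\delta)$ and $|F_i(a,\delta)|\le O(\delta)$.
\item[(d)] $F_i(q,\delta)\ge\dfrac{\ell_i(q)}{L_i}F_i(a,\delta)-o(\delta)$ for all admissible $(q,\delta)$ with $P(q)\preceq A$.
\end{itemize}
\end{lemma}

\begin{proof}
Let $\operatorname{ball}(o,r_0)\subset A$ (closed disks) and $c_0=r_0/(2\operatorname{diam}A)$. Let $z\in\partial A$, $x\in A$, $|x-z|\le r_0/2$ and $\nu=(o-z)/|o-z|$. We claim that
\begin{equation}\label{eq:cone}
\operatorname{ball}(x+\sigma\nu,c_0\sigma)\subset A\qquad\text{for }0\le\sigma\le r_0 .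
\end{equation}
Indeed, $R_0=|o-z|$ lies in $[r_0,\operatorname{diam}A]$, and the disk of radius $r_0/2$ about $x+R_0\nu=o+(x-z)$ lies in $A$. Its convex hull with $x$ contains the disk of radius $\sigma r_0/(2R_0)\ge c_0\sigma$ about $x+\sigma\nu$ for $0\le\sigma\le R_0$.

(a) Take $z=x$, $M'=\max(M/c_0,3M)$, $\mathbf t=M'\delta\nu$ and $n=\lfloor r_0/(M'\delta)\rfloor$. The translates $Z+k\mathbf t$ are disjoint since $M'>2M$, and by \eqref{eq:cone} they lie in $A$ for $1\le k\le n-1$ since $c_0kM'\ge M$. By (T1), $S(Z|C)\le\frac1n\,\omega(n\pi M^2\delta^2)$. Here $1/n=O(\delta)$ and $n\delta^2=O(\delta)$, so the bound is $o(\delta)$.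

(b) Take $\mathbf t=\delta n_i$ and $n=\lceil1/\delta\rceil\le2/\delta$. The set $Z_Q$ lies in the strip $0<y\le\delta$, so its translates are disjoint, and those with $k\ge1$ lie above $Q\cup Y_Q\subset\{y\le\delta\}$. A translate of $U$ lies in $W$, and $\mu(U)\le2|\kappa_i|\delta$. By (T2), $S(Z_Q|Q\cup Y_Q)\ge-\delta\,\omega(2|\kappa_i|\delta)$.

(c) The same $\mathbf t$ and $n$, with $Z=Y_A$ or $Z=T_A$ and $C=A$, give the lower bound $-\delta S_W$ by (T2). For the upper bound cut $Y_A$ into at most $\lceil2L/r_0\rceil$ slices $Y(u,u')$ with $u'-u\le r_0/2$. For one slice let $z=(u,0)$, with $\nu$ as above, $M_1=\sqrt{1+\beta^2}$, $M'=M_1/c_0$, $\mathbf t=M'\delta\nu$ and $n=\lfloor r_0/(M'\delta)\rfloor$. A point $(w,y)$ of the slice is within $M_1\delta$ of $x=(w-\beta y,0)$, which lies on edge $i$ and within $r_0/2$ of $z$. By \eqref{eq:cone} the translates with $1\le k\le n-1$ lie in $A$. Since $o+r_0n_i\in A$ and $z\cdot n_i=a_i$, we have $\nu\cdot n_i\le-r_0/\operatorname{diam}A=-2c_0$. So each step lowers $y$ by at least $2M_1\delta>\delta$,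 and the translates are disjoint. By (T1) each slice has conditional entropy at most $S_W/n=O(\delta)$ given $A$, and (SSA) gives $S(Y_A|A)\le O(\delta)$. By the chain rule and (a), applied at the vertex $x_i(a)$ with $M=M_0$,
\begin{equation}\label{eq:FY}
F_i(a,\delta)=S(Y_A|A)+S(Z_A|A\cup Y_A)\le S(Y_A|A)+o(\delta).
\end{equation}

(d) By the chain rule, Lemma~\ref{lem:average} and (b), $F_i(q,\delta)\ge\frac{\ell'}{L'}S(Y_A|A)-o(\delta)$. Now $|\frac{\ell'}{L'}-\frac\ell L|=\kappa_i^+\delta\,\frac{L-\ell}{LL'}=O(\delta)$, so by (c) we may replace $\ell'/L'$ by $\ell/L$ at a cost $O(\delta^2)$. Since $0\le\ell/L\le1$, \eqref{eq:FY} finishes the proof.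
\end{proof}

\section{A crystalline flow}\label{sec:flow}

Let $B$ be a polygon with $0\in\operatorname{int}B$ whose edge normals are among the $n_i$. Put $h_i=\max_Bx\cdot n_i$ and $c_i=h_iL_i$. Then $h_i>0$ because $0$ is an interior point, and $B=P(h)$, $\ell(h)\ge0$ by Lemma~\ref{lem:poly}(e). By (b) and (c) of that lemma, $A+\varepsilon B=P(a+\varepsilon h)$ and
\begin{equation}\label{eq:area}
\mu(A+\varepsilon B)=\mu(A)+\varepsilon\sum_ic_i+\varepsilon^2\mu(B),
\end{equation}
so $\sum_ic_i$ is twice the mixed area of $A$ and $B$. Let $T=\mu(A)/\sum_ic_i$ and consider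
\begin{equation}\label{eq:flow}
k_i'(s)=-v_i(s),\qquad v_i(s)=\frac{c_i}{\ell_i(k(s))},\qquad k(0)=a .
\end{equation}

\begin{example}
If $B=A$, then $k(s)=\sqrt{1-2s}\,a$ and $T=\frac12$. If $A=[-a_1,a_1]\times[-a_2,a_2]$ and $B=[-h_1,h_1]\times[-h_2,h_2]$, the half-sides satisfy $k_1'=-h_1a_2/k_2$ and $k_2'=-h_2a_1/k_1$. Then $k_1k_2=a_1a_2(1-s/T)$ with $T=a_1a_2/(h_1a_2+h_2a_1)$, and $k_1=a_1(1-s/T)^{\vartheta}$, $k_2=a_2(1-s/T)^{1-\vartheta}$ with $\vartheta=h_1a_2/(h_1a_2+h_2a_1)$. All edges shrink, and none vanishes before the area does.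
\end{example}

\begin{lemma}\label{lem:flow}
The solution of \eqref{eq:flow} exists in $\mathcal C$ on $[0,T)$, and each $\ell_i(k(s))$ is nonincreasing.
\end{lemma}

\begin{proof}
The vector field is smooth on the open set $\mathcal C$. Let $[0,s^*)$ be the maximal interval of existence. By Lemma~\ref{lem:poly}(c) and the symmetry of $\mathsf L$, $\frac d{ds}\mu(P(k(s)))=\sum_i\ell_ik_i'=-\sum_ic_i$. The area is positive in $\mathcal C$, so $s^*\le T$.

\emph{Monotonicity.} Put $y=\mathsf Lv$, so $y_i=-\frac d{ds}\ell_i(k(s))$. Then $v_i'=c_iy_i/\ell_i^2$, that is, $y'=\mathsf M(s)y$ with $\mathsf M=\mathsf L\operatorname{diag}(c_i/\ell_i^2)$. The off-diagonal entries of $\mathsf M$ are nonnegative. Also $v(0)=h$, so $y(0)=\ell(h)\ge0$; this is where the convexity of $B$ enters. On a compact subinterval choose $b$ such that $\mathsf M(s)+bI$ has nonnegative entries. The function $e^{bs}y$ solves the linear system with this matrix, and its Picard iterates are nonnegative. Hence $y\ge0$.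

\emph{No early singularity.} An edge that becomes short moves fast, and this prevents it from being cut off by its neighbors. Suppose $s^*<T$. The $k_i(s)$ decrease, and $k_i(s)\ge\min_Ax\cdot n_i$ because $k_i(s)$ is attained on $P(k(s))\subset A$. So $k(s)\to k^*$ with $\ell(k^*)\ge0$, and $\mu(P(k^*))=\mu(A)-s^*\sum_ic_i>0$ by Lemma~\ref{lem:poly}(c). If $k^*\in\mathcal C$ the solution could be continued, so $\ell_j(k^*)=0$ for some $j$. Call $i$ \emph{surviving} if $\ell_i(k^*)>0$. The surviving normals are not all parallel, since otherwise the vertices of $P(k^*)$ would be collinear. They satisfy $\sum_i\ell_i(k^*)n_i=0$, so they do not lie in a closed half-plane: if $n_i\cdot\nu\ge0$ for all of them, the relation forces $n_i\cdot\nu=0$. Let $p$ and $p'$ be the last surviving index before $j$ and the first one after $j$. The angle from $n_p$ to $n_{p'}$ is then less than $\pi$, so $n_j=\alpha n_p+\alpha'n_{p'}$ with $\alpha,\alpha'>0$. Put $f=\alpha k_p+\alpha'k_{p'}-k_j$. For $s<s^*$ we have $f(s)\ge0$, because $k_j=\max x\cdot n_j\le\alpha k_p+\alpha'k_{p'}$,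 the maximum being over $P(k(s))$. At $k^*$ the vertices $x_p,\dots,x_{p'-1}$ coincide, and this point lies on $\mathcal L_p$, $\mathcal L_j$ and $\mathcal L_{p'}$; so $f(s)\to0$. But $f'=-\alpha v_p-\alpha'v_{p'}+v_j\to+\infty$ as $s\to s^*$, since $v_p,v_{p'}$ stay bounded and $\ell_j\to0$. A function that increases strictly to the limit $0$ is negative, a contradiction.
\end{proof}

\section{Proof of Theorem~\ref{thm:low}(b)}\label{sec:end}

Let $A=P(a)$ and $B=P(h)$ be as in Section~\ref{sec:flow}, and put
\[
\gamma(\varepsilon)=\frac1\varepsilon\sum_iF_i(a,\varepsilon h_i),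
\]
which is bounded as $\varepsilon\to0$ by Lemma~\ref{lem:layers}(c). We bound $S(A)$ from below and the growth of $S(A+\varepsilon B)$ from above in terms of $\gamma$.

\begin{lemma}\label{lem:fill}
$S(A)\ge T\limsup_{\varepsilon\to0}\gamma(\varepsilon)$.
\end{lemma}

\begin{proof}
We approximate the flow by moves that shift one edge $i$ by exactly $\varepsilon h_i$. Rounding could produce edges slightly longer than those of $A$, so we fill $\rho A$ with $\rho\in(0,1)$ instead of $A$, and we stop at a time $T'<T$. Constants may depend on $\rho$ and $T'$, but not on $\varepsilon$. On $[0,T']$ the functions $\ell_i(k(s))$ are Lipschitz and lie in $[m_0,L_i]$ with $m_0>0$, by Lemma~\ref{lem:flow}; so the $v_i$ are bounded and $v_i\ge h_i$.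

Let $\sigma_{i,r}$, $r=0,\dots,J_i$, be the times in $[0,T']$ with $\rho\,(a_i-k_i(\sigma_{i,r}))=r\varepsilon h_i$. The function $\rho(a_i-k_i)$ is bounded and has derivative at least $\rho h_i$. Therefore $J_i=O(1/\varepsilon)$, and the gaps $\sigma_{i,r}-\sigma_{i,r-1}$ and $T'-\sigma_{i,J_i}$ are at most $\varepsilon/\rho$. Order the pairs $(i,r)$ with $r\ge1$ by the time $\sigma_{i,r}$, breaking ties arbitrarily. Start from the vector $\rho a$, and for each pair $(i,r)$ in turn lower coordinate $i$ by $\varepsilon h_i$. Let $q^{i,r}$ be the vector just after the move $(i,r)$, and $\sigma=\sigma_{i,r}$. Just before and just after this move, coordinate $j$ has been lowered once for each time $\sigma_{j,r'}<\sigma$ and possibly once for $\sigma_{j,r'}=\sigma$. So both vectors $q=q^{i,r}$ and $q=q^{i,r}+\varepsilon h_i\mathbf e_i$ satisfy $0\le q_j-\rho k_j(\sigma)\le\varepsilon h_j$ for all $j$, and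
\begin{equation}\label{eq:round}
\ell_j(q)=\rho\,\ell_j(k(\sigma))+O(\varepsilon).
\end{equation}
For small $\varepsilon$ the error is below $\rho m_0$ and below $(1-\rho)\min_jL_j$. Hence $(q^{i,r},\varepsilon h_i)$ is admissible and $P(q^{i,r})\preceq A$.

Run the moves backwards, from the last polygon, whose entropy is $\ge0$, up to $P(\rho a)=\rho A$. There are $O(1/\varepsilon)$ moves, so Lemma~\ref{lem:layers}(d) gives
\[
S(\rho A)\ge\sum_{i,r}F_i(q^{i,r},\varepsilon h_i)\ge\sum_i\Big(\sum_{r=1}^{J_i}\frac{\ell_i(q^{i,r})}{L_i}\Big)F_i(a,\varepsilon h_i)-o(1)\qquad(\varepsilon\to0).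
\]
The inner sum measures the area swept by edge $i$. We have $\varepsilon h_i=\rho\int v_i\,ds$ over $[\sigma_{i,r-1},\sigma_{i,r}]$, and on this interval $v_i(s)\,\ell_i(k(\sigma_{i,r}))=v_i(s)\,\ell_i(k(s))+O(\varepsilon)=c_i+O(\varepsilon)$. Summing over $r$ gives $\varepsilon h_i\sum_r\ell_i(k(\sigma_{i,r}))=\rho c_iT'+O(\varepsilon)$. With \eqref{eq:round}, $J_i=O(1/\varepsilon)$ and $c_i=h_iL_i$ this becomes $\sum_r\ell_i(q^{i,r})/L_i=\rho^2T'/\varepsilon+O(1)$. The main term is the same for all $i$, which is the purpose of the flow. Since $|F_i(a,\varepsilon h_i)|=O(\varepsilon)$, we obtain $S(\rho A)\ge\rho^2T'\gamma(\varepsilon)-o(1)$. Let $\varepsilon\to0$ along a sequence that realizes the upper limit, then $T'\to T$ and $\rho\to1$; by Lemma~\ref{lem:cont}, $S(\rho A)\to S(A)$.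
\end{proof}

\begin{lemma}\label{lem:grow}
$S(A+\varepsilon B)-S(A)\le\varepsilon\gamma(\varepsilon)+o(\varepsilon)$ as $\varepsilon\to0$.
\end{lemma}

\begin{proof}
Classify the points of $P(a+\varepsilon h)\setminus A$ by the constraints $x\cdot n_i\le a_i$ that they violate. Those violating only constraint $i$ form exactly the layer $T_i=P(a+\varepsilon h_i\mathbf e_i)\setminus A$, so the layers are pairwise disjoint, and adding them to $A$ raises the entropy by at most $\sum_iF_i(a,\varepsilon h_i)=\varepsilon\gamma(\varepsilon)$ by (SSA). Let $x=x^0+\varepsilon b$ with $x^0\in A$, $b\in B$ violate constraints $i\ne j$. Then $a_i-x^0\cdot n_i<\varepsilon h_i$ and $a_j-x^0\cdot n_j<\varepsilon h_j$. If $i$ and $j$ are not adjacent, the continuous function $\max(a_i-x^0\cdot n_i,\,a_j-x^0\cdot n_j)$ is positive on $A$ by Lemma~\ref{lem:poly}(d), hence bounded below, and for small $\varepsilon$ this case does not occur. If $j=i+1$, then $x$ lies in the parallelogram $0<(x-x_i(a))\cdot n_r\le\varepsilon h_r$, $r=i,i+1$, which is contained in a disk of radius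 $M\varepsilon$ about the vertex $x_i(a)$, with $M$ fixed. So the remainder splits into $N$ disjoint corner pieces. Add them one at a time; each raises the entropy by at most $o(\varepsilon)$ by Lemma~\ref{lem:layers}(a).
\end{proof}

Lemmas~\ref{lem:fill} and~\ref{lem:grow} give the infinitesimal form of the conjecture:
\begin{equation}\label{eq:dini}
\limsup_{\varepsilon\to0+}\frac{S(A+\varepsilon B)-S(A)}\varepsilon\le\frac{S(A)}{\mu(A)}\sum_ic_i .
\end{equation}

\begin{proof}[Proof of Theorem~\ref{thm:low}\textup{(b)}]
\emph{Polygons.} Let $A,B$ be polygons with interior points. By (iii) we may translate $B$ so that $0\in\operatorname{int}B$. Inequality \eqref{eq:dini} requires that all normals of $B$ be normals of edges of $A$ of positive length. This may fail for $A$, but it holds for $A_t=A+tB$ with $t>0$. Indeed, let the $n_i$ be the edge normals of $A$ and $B$ together, with $A=P(a)$, $B=P(h)$ as in Lemma~\ref{lem:poly}(e). For each $i$ one of $\ell_i(a),\ell_i(h)\ge0$ is positive, so $a+th\in\mathcal C$, and $A_t=P(a+th)$, $A_{t+\varepsilon}=A_t+\varepsilon B$.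 Let $f(t)=s(A_t)$ and let $\Sigma_t$ be the sum $\sum_ic_i$ for the pair $(A_t,B)$. From
\[
f(t+\varepsilon)-f(t)=\frac{S(A_{t+\varepsilon})-S(A_t)}{\mu(A_{t+\varepsilon})}-S(A_t)\,\frac{\mu(A_{t+\varepsilon})-\mu(A_t)}{\mu(A_t)\,\mu(A_{t+\varepsilon})},
\]
\eqref{eq:dini} and \eqref{eq:area} we see that the upper right Dini derivative satisfies $D^+f(t)\le S(A_t)\Sigma_t/\mu(A_t)^2-S(A_t)\Sigma_t/\mu(A_t)^2=0$ for $0<t<1$. The sets $A_t$ increase with $t$ and their area is a polynomial in $t$, so $f$ is continuous on $[0,1]$ by Lemma~\ref{lem:cont}. Such an $f$ is nonincreasing. For if $f(t_1)<f(t_2)$ with $0<t_1<t_2<1$, choose $\eta>0$ such that $f_\eta(t)=f(t)-\eta t$ still has $f_\eta(t_1)<f_\eta(t_2)$. At the largest $t^*\in[t_1,t_2)$ with $f_\eta(t^*)\le f_\eta(t_1)$ we have $D^+f_\eta(t^*)\ge0$, whereas $D^+f_\eta\le-\eta$. Thus $s(A)=f(0)\ge f(1)=s(A+B)$.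

\emph{General sets.} Let $A,B$ be bounded and convex, $\mu(A)>0$, $B\neq\emptyset$. Let $A_n$ and $B_n$ be the convex hulls of the closed grid squares of side $1/n$ that meet $\bar A$ and $\bar B$, respectively. These are polygons with interior points. The set $A_n$ contains $\bar A$ and lies in the closed $\sqrt2/n$-neighborhood of $\bar A$, which is convex; the same holds for $B_n$. Hence $A_n+B_n$ contains $\bar A+\bar B=\overline{A+B}$ and lies in its closed $2\sqrt2/n$-neighborhood. So $\mu(A_n\,\triangle\,A)\to0$ and $\mu((A_n+B_n)\,\triangle\,(A+B))\to0$, and Lemma~\ref{lem:cont} lets us pass to the limit in $s(A_n)\ge s(A_n+B_n)$.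
\end{proof}

Condition (iv*) entered in three ways: through $S_W<\infty$, which makes the entropy of a layer $O(\delta)$; through $\omega_W(v)\to0$, which makes the corners negligible; and through the continuity of $S$ in Lemmas~\ref{lem:average} and~\ref{lem:fill} and in the final approximation. Condition (iv) concerns only convex sets and one approximating sequence for each, whereas these steps need uniform bounds, also for the trains, which are not convex.

\begin{thebibliography}{9}

\bibitem{AL} Araki and Lieb (1970).

\bibitem{B} Bernhard Baumgartner, \emph{A partial ordering of sets, making mean entropy monotone}, arXiv:math-ph/0103047 (2001).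

\bibitem{LR} Lieb and Ruskai (1973).

\end{thebibliography}
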